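\title{The sharp sign uncertainty principle for Wigner functions in one dimension}

\begin{abstract}
We prove that if the set where the Wigner function of a normalized $f\in L^2(\mathbb R)$ is negative is nonempty and contained in a disc of radius $R_0$, then $R_0\ge\sqrt{\hbar/2}$, as conjectured by Abreu, Chabaud, Dias and Prata, and we determine the cases of equality. More precisely, the negative set is bounded and nonempty exactly when $f$ is a nonconstant polynomial times a Gaussian, and then its closed convex hull contains an ellipse of area $\pi\hbar/2$. On each line of phase space the Wigner function of such an $f$ is the backward heat flow of an explicit nonnegative polynomial, and the sharp constant comes from a differential inequality for the heights of the complex zeros along this flow.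
\end{abstract}

\section{The problem and the results}\label{sec:intro}

Let $\hbar>0$. The Wigner function of $f\in L^2(\mathbb R)$ is
\[
Wf(x,p)=\frac1{2\pi\hbar}\int_{\mathbb R}f(x+\tau/2)\,\overline{f(x-\tau/2)}\,e^{-\frac i\hbar p\tau}\,d\tau,\qquad z=(x,p)\in\mathbb R^2 .
\]
It is a real, bounded, continuous function on the phase plane. For a Schwartz function $f$, Fourier inversion gives $\int Wf(x,p)\,dp=|f(x)|^2$, so for $\|f\|_{L^2}=1$ the function $Wf$ has total mass one and resembles a probability density for position and momentum together. It need not be nonnegative, however, and the open set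
\[
\mathcal N_-(Wf)=\{z\in\mathbb R^2: Wf(z)<0\},
\]
the \emph{negative part} of $Wf$, records where the probabilistic picture fails. How small can this set be when it is not empty?

The first Hermite functions show what to expect. For the Gaussian $h_0(x)=(\pi\hbar)^{-1/4}e^{-x^2/(2\hbar)}$ the Wigner function is a positive Gaussian. For $h_1(x)=\sqrt2\,(\pi\hbar)^{-1/4}\hbar^{-1/2}\,x\,e^{-x^2/(2\hbar)}$,
\[
Wh_1(z)=-\frac1{\pi\hbar}\Big(1-\frac{2|z|^2}{\hbar}\Big)e^{-|z|^2/\hbar},
\]
and the negative part is the disc $|z|<\sqrt{\hbar/2}$. For $h_2$ it is an annulus of outer radius $\sqrt{(1+2^{-1/2})\hbar}$, which is larger (Example~\ref{ex:h2}). Write $B_R(z_0)$ for the open disc of radius $R$ centered at $z_0$. A known sign uncertainty principle for Wigner functions says, in dimension one, that $\emptyset\ne\mathcal N_-(Wf)\subset B_{R_0}(z_0)$ forces $R_0\ge\sqrt\hbar/4$. Abreu, Chabaud, Dias and Prata \cite{ACDP} conjectured that $h_1$ is extremal, that is, that the optimal bound is $\sqrt{\hbar/2}$. We prove this.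

\begin{theorem}\label{thm:disc}
Let $f\in L^2(\mathbb R)$ with $\|f\|_{L^2}=1$, and suppose that $\emptyset\ne\mathcal N_-(Wf)\subset B_{R_0}(z_0)$ for some $R_0>0$ and $z_0\in\mathbb R^2$. Then $R_0\ge\sqrt{\hbar/2}$. The hypothesis holds with $R_0=\sqrt{\hbar/2}$, for some $z_0$, if and only if
\[
f(x)=(c_0+c_1x)\,e^{-x^2/(2\hbar)+bx}\qquad\text{with } c_0,c_1,b\in\mathbb C,\ c_1\ne0 .
\]
\end{theorem}

The radius of an enclosing disc is not the invariant quantity. Dilating $h_1$ to $x\,e^{-\lambda x^2/(2\hbar)}$, $\lambda>0$, turns the negative part into an ellipse with semi-axes $\sqrt{\hbar/(2\lambda)}$ and $\sqrt{\lambda\hbar/2}$ (Lemma~\ref{lem:cov}(c)). So the negative part can be arbitrarily thin in one direction, while the area $\pi\hbar/2$ is the same for all $\lambda$. This suggests a statement about area, from which Theorem~\ref{thm:disc} follows because a disc is convex.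

\begin{theorem}\label{thm:area}
Let $f\in L^2(\mathbb R)$ with $\|f\|_{L^2}=1$.
\begin{itemize}
\item[(i)] The set $\mathcal N_-(Wf)$ is bounded and nonempty if and only if $f(x)=P(x)\,e^{-\gamma x^2/2+bx}$ with $\operatorname{Re}\gamma>0$, $b\in\mathbb C$, and $P$ a polynomial of degree $n\ge1$.
\item[(ii)] In that case the closed convex hull of $\mathcal N_-(Wf)$ contains a closed ellipse of area $\pi\hbar/2$. Hence every convex set containing $\mathcal N_-(Wf)$ has area at least $\pi\hbar/2$. The area of the convex hull equals $\pi\hbar/2$ if and only if $n=1$.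
\end{itemize}
\end{theorem}

The proof has a quantitative part and a rigidity part. An area-preserving affine map of phase space reduces a polynomial times a Gaussian to $P(x)e^{-x^2/2}$ (Section~\ref{sec:facts}). On a vertical line the Wigner function of $Pe^{-x^2/2}$ has the sign of a polynomial obtained by running the heat equation backward (Section~\ref{sec:line}). If it is nonnegative on the line, then the zeros of $P$ lie at mean horizontal distance at least $1/\sqrt2$ from the line (Section~\ref{sec:heat}). Rotating phase space, we apply this to every supporting line of the negative part and find a disc of radius $1/\sqrt2$ in its convex hull (Section~\ref{sec:hull}). The rigidity part, that a bounded negative part forces a polynomial times a Gaussian, is independent and occupies Section~\ref{sec:rigid}. Section~\ref{sec:proofs} assembles the two theorems.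

\section{Covariance of the Wigner function and a normal form}\label{sec:facts}

If $g(x)=\hbar^{1/4}f(\sqrt\hbar\,x)$, the substitution $\tau=\sqrt\hbar\,\tau'$ gives $W_\hbar f(\sqrt\hbar\,z)=\hbar^{-1}W_1g(z)$, where the subscript records the value of $\hbar$. Lengths in phase space scale by $\sqrt\hbar$ and areas by $\hbar$, and the forms of $f$ in both theorems correspond to the same forms of $g$ with $\hbar=1$. \emph{From now on $\hbar=1$}, and we write $\mathcal N(f)=\mathcal N_-(Wf)$.

We use $\langle f,g\rangle=\int f\overline g\,dx$, the unitary Fourier transform $\mathcal Ff(\eta)=(2\pi)^{-1/2}\int f(x)e^{-ix\eta}dx$, and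
\[
\varphi_f(x,\tau)=f(x+\tfrac\tau2)\,\overline{f(x-\tfrac\tau2)},\qquad\text{so that}\qquad Wf(x,p)=\frac1{2\pi}\int\varphi_f(x,\tau)e^{-ip\tau}d\tau .
\]
By the Cauchy--Schwarz inequality, $\|\varphi_f(x,\cdot)\|_{L^1}\le2\|f\|^2$ for every $x$.

The Hermite polynomials $H_k$ are defined by $e^{2xt-t^2}=\sum_kH_k(x)t^k/k!$; $H_k$ has degree $k$, parity $(-1)^k$, and $k$ simple real zeros. The Hermite functions $h_k$, the positive multiples of $H_k(x)e^{-x^2/2}$ of norm one, form an orthonormal basis of $L^2(\mathbb R)$, and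
\[
\mathcal Hh_k=(k+\tfrac12)h_k\quad\text{for}\quad\mathcal H=\tfrac12(x^2-\partial_x^2),\qquad\quad\mathcal Fh_k=(-i)^kh_k .
\]
Let $U_\theta$ be the unitary operator with $U_\theta h_k=e^{-ik\theta}h_k$. Then $U_\theta U_{\theta'}=U_{\theta+\theta'}$ and $U_{\pi/2}=\mathcal F$. Let $R_\theta$ be the counterclockwise rotation by $\theta$, so that $R_\theta(s,p)=s\,e_\theta+p\,e_\theta^\perp$ with $e_\theta=(\cos\theta,\sin\theta)$ and $e_\theta^\perp=(-\sin\theta,\cos\theta)$.

\begin{lemma}\label{lem:basic}
Let $f,g\in L^2(\mathbb R)$. Then $Wf$ is real and continuous,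
\[
|Wf|\le\tfrac1\pi\|f\|^2,\qquad\|Wf-Wg\|_\infty\le\tfrac1\pi(\|f\|+\|g\|)\|f-g\|,
\]
and Moyal's identity holds: $\int Wf\,Wg\,dz=\frac1{2\pi}|\langle f,g\rangle|^2$.
\end{lemma}

\begin{proof}
The function $Wf$ is real because $\varphi_f(x,-\tau)=\overline{\varphi_f(x,\tau)}$. The first bound is the $L^1$ bound on $\varphi_f(x,\cdot)$; the second follows in the same way from $f\overline f-g\overline g=f\,\overline{(f-g)}+(f-g)\,\overline g$, with the two factors evaluated at $x\pm\tau/2$. Continuity holds for Schwartz $f$ by dominated convergence and passes to $L^2$ by the second bound. Plancherel's theorem in $p$ gives $\int Wf\,Wg\,dz=\frac1{2\pi}\iint\varphi_f\overline{\varphi_g}\,dx\,d\tau$, and in the variables $a=x+\tau/2$, $b=x-\tau/2$, whose Jacobian has modulus one, the double integral factors as $\langle f,g\rangle\overline{\langle f,g\rangle}$.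
\end{proof}

\begin{lemma}[Covariance]\label{lem:cov}
Let $f\in L^2(\mathbb R)$, $z_1=(x_1,p_1)\in\mathbb R^2$, $\mu,\theta\in\mathbb R$ and $\lambda>0$.
\begin{itemize}
\item[(a)] If $g(x)=e^{ip_1x}f(x-x_1)$, then $Wg(z)=Wf(z-z_1)$.
\item[(b)] If $g(x)=e^{i\mu x^2/2}f(x)$, then $Wg(x,p)=Wf(x,p-\mu x)$.
\item[(c)] If $g(x)=\lambda^{-1/4}f(x/\sqrt\lambda)$, then $Wg(x,p)=Wf(x/\sqrt\lambda,\sqrt\lambda\,p)$.
\item[(d)] $W(U_\theta f)(z)=Wf(R_\theta z)$.
\end{itemize}
\end{lemma}

\begin{proof}
In (a), (b), (c) the kernel $\varphi_g(x,\tau)$ equals $e^{ip_1\tau}\varphi_f(x-x_1,\tau)$, $e^{i\mu x\tau}\varphi_f(x,\tau)$ and $\lambda^{-1/2}\varphi_f(x/\sqrt\lambda,\tau/\sqrt\lambda)$ respectively, and the formulas follow from the definition.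

For (d), by Lemma~\ref{lem:basic} and density we may take $f$ to be a finite sum of Hermite functions. Let $u_t=e^{-it\mathcal H}f=e^{-it/2}U_tf$; the phase does not affect the Wigner function. Put $\rho=\varphi_{u_t}(x,\tau)=u_t(a)\overline{u_t(b)}$ with $a,b=x\pm\tau/2$. From $i\partial_tu_t=\mathcal Hu_t$, together with $\frac12(a^2-b^2)=x\tau$ and $\frac12(\partial_a^2-\partial_b^2)=\partial_x\partial_\tau$, we get $i\partial_t\rho=(x\tau-\partial_x\partial_\tau)\rho$. Under $\rho\mapsto\frac1{2\pi}\int\rho\,e^{-ip\tau}d\tau$, multiplication by $\tau$ becomes $i\partial_p$ and $\partial_\tau$ becomes multiplication by $ip$. Hence $W_t=Wu_t$ solves $\partial_tW_t=x\,\partial_pW_t-p\,\partial_xW_t$, so it is constant along the curves $\dot x=p$, $\dot p=-x$, which are $t\mapsto R_{-t}z$. Thus $W_t(R_{-t}z)=W_0(z)$.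
\end{proof}

Parts (a)--(c) remove the parameters $\gamma$ and $b$ from a polynomial times a Gaussian. The point of the normal form $e^{-x^2/2}$ is that the class of functions $Pe^{-x^2/2}$ with $\deg P=n$ is preserved by the rotations $U_\theta$.

\begin{lemma}[Normal form]\label{lem:normal}
Let $f=Pe^{-\gamma x^2/2+bx}$ with $\gamma=\lambda+i\mu$, $\lambda>0$, $\mu\in\mathbb R$, and $\deg P=n\ge0$. There are a polynomial $\widetilde P$ of degree $n$ and a point $z_1\in\mathbb R^2$ such that $\widetilde f=\widetilde Pe^{-x^2/2}$ satisfies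
\[
W\widetilde f(z)=Wf(Az),\qquad Az=L(z+z_1),\qquad L=\begin{pmatrix}\lambda^{-1/2}&0\\-\mu\lambda^{-1/2}&\lambda^{1/2}\end{pmatrix}.
\]
In particular $\mathcal N(f)=A\,\mathcal N(\widetilde f)$, and $A$ preserves area since $\det L=1$.
\end{lemma}

\begin{proof}
Put $f_1=e^{i\mu x^2/2}f=Pe^{-\lambda x^2/2+bx}$ and $f_2(x)=\lambda^{-1/4}f_1(x/\sqrt\lambda)$. Then $f_2=P_2\,e^{-x^2/2+(x_1+ip_1)x}$ with $\deg P_2=n$ and $x_1+ip_1=b/\sqrt\lambda$, and by Lemma~\ref{lem:cov}(b),(c),
\[
Wf_2(x,p)=Wf_1(x/\sqrt\lambda,\sqrt\lambda\,p)=Wf(x/\sqrt\lambda,\sqrt\lambda\,p-\mu x/\sqrt\lambda)=Wf(Lz).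
\]
Let $\widetilde f(x)=e^{-ip_1x}f_2(x+x_1)$. Its exponent $-\frac12(x+x_1)^2+(x_1+ip_1)(x+x_1)-ip_1x$ equals $-\frac12x^2$ plus a constant, and $W\widetilde f(z)=Wf_2(z+z_1)$ with $z_1=(x_1,p_1)$, because Lemma~\ref{lem:cov}(a) applies up to a constant phase.
\end{proof}

\section{The Wigner function on a vertical line}\label{sec:line}

On polynomials in one variable $p$, the operator $e^{t\partial^2}=\sum_mt^m\partial^{2m}/m!$ is a finite sum for every $t\in\mathbb C$; it preserves the degree and the leading coefficient, and $e^{t\partial^2}e^{t'\partial^2}=e^{(t+t')\partial^2}$. Taylor's formula and the moments $\pi^{-1/2}\int v^{2m}e^{-v^2}dv=(2m)!/(4^mm!)$ give, for every polynomial $Q$ and every $\nu\in\mathbb C$,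
\begin{equation}\label{eq:gauss}
\frac1{\sqrt\pi}\int_{\mathbb R}Q(p+\nu v)\,e^{-v^2}dv=\big(e^{\nu^2\partial^2/4}Q\big)(p).
\end{equation}
For real $\nu$ this is the heat flow, a Gaussian average, which preserves positivity. For $\nu=i$ it is the heat flow run \emph{backward} for time $1/4$, which does not. All the negativity of the Wigner functions below comes from this backward flow.

\begin{lemma}\label{lem:line}
Let $g=Pe^{-x^2/2}$ with $P(x)=C\prod_{j=1}^n(x-r_j)$, $C\ne0$, $r_j=\alpha_j+i\beta_j$, $n\ge0$. Then for $s,p\in\mathbb R$,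
\begin{equation}\label{eq:line}
Wg(s,p)=\frac{|C|^2}{\sqrt\pi}\,e^{-s^2-p^2}q_s(p),\qquad q_s=e^{-\partial_p^2/4}Q_s,\qquad Q_s(p)=\prod_{j=1}^n\big((p+\beta_j)^2+(s-\alpha_j)^2\big).
\end{equation}
\end{lemma}

\begin{proof}
Put $\tau=2\sigma$ and $\delta_j=s-\alpha_j$. Since $(s+\sigma-r_j)(s-\sigma-\overline{r_j})=\delta_j^2-(\sigma-i\beta_j)^2$,
\[
Wg(s,p)=\frac{|C|^2e^{-s^2}}\pi\int_{\mathbb R}\prod_j\big(\delta_j^2-(\sigma-i\beta_j)^2\big)\,e^{-\sigma^2-2ip\sigma}\,d\sigma .
\]
The integrand is entire in $\sigma$ with Gaussian decay in horizontal strips, so we may shift the contour to $\sigma=v-ip$, $v\in\mathbb R$. There $-\sigma^2-2ip\sigma=-v^2-p^2$ and $-(\sigma-i\beta_j)^2=(p+iv+\beta_j)^2$, so the integral equals $e^{-p^2}\int Q_s(p+iv)e^{-v^2}dv$. Apply \eqref{eq:gauss} with $\nu=i$.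
\end{proof}

For real $p$ we have $|C|^2Q_s(p)=|P(s-ip)|^2$. It is therefore natural to attach to $z=(x,p)$ the complex number $x-ip$, and to place the zero $r_j$ at the point $(\alpha_j,-\beta_j)$ of phase space; then $Q_s(p)$ is the product of the squared distances from $(s,p)$ to these $n$ points. As a polynomial in a complex variable $p$, $Q_s$ has the zeros $-\beta_j\pm i(s-\alpha_j)$: \emph{their heights above the real axis are the horizontal distances from the zeros of $P$ to the line $x=s$.}

\begin{example}[Degrees zero and one]\label{ex:01}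
If $n=0$, then $q_s=1$ and $Wg>0$ everywhere. If $n=1$, then $q_s(p)=(p+\beta_1)^2+(s-\alpha_1)^2-\frac12$, and $\mathcal N(g)$ is the open disc of radius $1/\sqrt2$ centered at $(\alpha_1,-\beta_1)$. For $h_1$, where $r_1=0$ and $|C|^2=2/\sqrt\pi$, this is the formula of Section~\ref{sec:intro}.
\end{example}

\begin{example}[The function $h_2$]\label{ex:h2}
Here $P$ is a multiple of $H_2(x)=4x^2-2$, with zeros $\pm1/\sqrt2$, so
\[
Q_s(p)=p^4+(2s^2+1)p^2+(s^2-\tfrac12)^2 .
\]
Since $e^{-\partial^2/4}p^4=p^4-3p^2+\frac34$ and $e^{-\partial^2/4}p^2=p^2-\frac12$, we get $q_s(p)=\rho^2-2\rho+\frac12$ with $\rho=s^2+p^2$. Thus $\mathcal N(h_2)$ is the annulus $1-2^{-1/2}<|z|^2<1+2^{-1/2}$.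
\end{example}

\section{Heights of zeros under the backward heat flow}\label{sec:heat}

By \eqref{eq:line}, a vertical line misses $\mathcal N(g)$ exactly when $q_s\ge0$ on $\mathbb R$. We want to deduce that the line is far from the zeros of $P$, that is, that the zeros of $Q_s$ are high. The idea is to interpolate between $Q_s$ and $q_s$ and to watch the zeros move.

For $n=1$ everything is explicit. If $Q(p)=(p+\beta)^2+\delta^2$, then $e^{-t\partial^2}Q=(p+\beta)^2+\delta^2-2t$, with zeros $-\beta\pm iy(t)$ and $y(t)=\sqrt{\delta^2-2t}$. The upper zero falls according to $\dot y=-1/y$ and lands on the real axis at time $\delta^2/2$, after which the polynomial takes negative values. It is still nonnegative at time $1/4$ if and only if $\delta^2/2\ge1/4$. This is the source of the constant $1/\sqrt2$.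

For $n\ge2$ the zeros interact. We shall see that a simple zero $u$ moves with velocity $\sum 2/(u-u')$, summed over the other zeros $u'$, and
\begin{equation}\label{eq:force}
\frac2{u-u'}=\frac{2\operatorname{Re}(u-u')}{|u-u'|^2}-i\,\frac{2\operatorname{Im}(u-u')}{|u-u'|^2}.
\end{equation}
Two zeros thus repel each other horizontally and attract each other vertically. A zero in the upper half-plane is pulled down by every zero in the lower half-plane, but it is pulled up by the zeros above it, so a single height need not obey the inequality $\dot y\le-1/y$. The term $2/(u-u')$ is antisymmetric in $u$ and $u'$, however, so the interactions among the upper zeros cancel in the \emph{sum} of the heights.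

\begin{lemma}\label{lem:key}
Let $Q(p)=\prod_{j=1}^n\big((p+\beta_j)^2+\delta_j^2\big)$ with $\beta_j,\delta_j\in\mathbb R$ and $n\ge1$. If $q=e^{-\partial^2/4}Q\ge0$ on $\mathbb R$, then $\delta_j\ne0$ for all $j$ and
\[
\frac1n\sum_{j=1}^n|\delta_j|\ge\frac1{\sqrt2},
\]
with strict inequality if $n\ge2$.
\end{lemma}

\begin{proof}
Let $Q_t=e^{-t\partial^2}Q$, a real monic polynomial of degree $2n$ whose coefficients are polynomials in $t$, with $\partial_tQ_t=-Q_t''$.

\emph{No real zeros before time $1/4$.} This is where the hypothesis enters. For $0\le t<\frac14$ we have $Q_t=e^{(1/4-t)\partial^2}q$, which by \eqref{eq:gauss} with $\nu=\sqrt{1-4t}>0$ is a Gaussian average of the nonnegative, nonzero polynomial $q$. Hence $Q_t>0$ on $\mathbb R$. At $t=0$ this says that every $\delta_j\ne0$. For $t\in[0,\frac14)$ the zeros of $Q_t$ are therefore $n$ points $u_1,\dots,u_n$ of the open upper half-plane, counted with multiplicity, and their conjugates. Put $y_k=\operatorname{Im}u_k$ and $Y(t)=\sum_ky_k>0$. As half the sum of $|\operatorname{Im}u|$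 over all zeros $u$, the function $Y$ is continuous, because the zeros of a monic polynomial depend continuously on its coefficients. Also $Y(0)=\sum_j|\delta_j|$.

\emph{Finitely many collisions.} To differentiate the zeros we need them to be simple. The discriminant of $Q_t$, which vanishes exactly when $Q_t$ has a multiple zero, is a polynomial in $t$; we show that it is not identically zero. For $t>0$ the monic polynomial $t^{-n}Q_t(\sqrt t\,p)$ equals $e^{-\partial^2}$ applied to $t^{-n}Q(\sqrt t\,p)$, so its coefficients converge as $t\to\infty$ to those of $e^{-\partial^2}p^{2n}$. Comparing $e^{-\partial^2}e^{\eta p}=e^{\eta p-\eta^2}$, as power series in $\eta$, with the generating function of the Hermite polynomials gives $e^{-\partial^2}p^{2n}=H_{2n}(p/2)$, which has simple zeros. So $Q_t$ has simple zeros for large $t$, hence for all $t$ outside a finite set $E$. Off $E$ the zeros are smooth functions of $t$ by the implicit function theorem.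

\emph{The differential inequality.} Let $t\in[0,\frac14)\setminus E$. Differentiating $Q_t(u_k(t))=0$ gives $\dot u_k=Q_t''(u_k)/Q_t'(u_k)$. Writing $Q_t(u)=(u-u_k)G(u)$, we have $Q_t'(u_k)=G(u_k)$ and $Q_t''(u_k)=2G'(u_k)$, so
\begin{equation}\label{eq:ode}
\dot u_k=\sum_{l\ne k}\frac2{u_k-u_l}+\sum_{l=1}^n\frac2{u_k-\overline{u_l}} .
\end{equation}
Sum over $k$. The first sums cancel by antisymmetry, and by \eqref{eq:force} the imaginary parts of the others give
\[
\dot Y=-2\sum_{k,l=1}^n\frac{y_k+y_l}{|u_k-\overline{u_l}|^2}\le-\sum_{k=1}^n\frac1{y_k}\le-\frac{n^2}Y .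
\]
The first inequality keeps only the terms $k=l$, for which $|u_k-\overline{u_k}|=2y_k$; the discarded terms are negative, so it is strict if $n\ge2$. The second is the Cauchy--Schwarz inequality $n^2\le\sum_k y_k\sum_k1/y_k$.

\emph{Integration.} The function $D(t)=Y(0)^2-2n^2t-Y(t)^2$ is continuous on $[0,\frac14)$, vanishes at $0$, and off $E$ has derivative $-2n^2-2Y\dot Y\ge0$, strictly positive if $n\ge2$. So $D$ is nondecreasing, and for $\frac18\le t<\frac14$ we have $Y(0)^2-2n^2t>D(t)\ge D(\frac18)$. Letting $t\to\frac14$ gives $Y(0)^2\ge n^2/2+D(\frac18)$, where $D(\frac18)\ge0$, and $D(\frac18)>0$ if $n\ge2$.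
\end{proof}

\begin{remark}\label{rem:min}
The mean cannot be replaced by the minimum with the same constant. For $h_2$ and $s=\sqrt{1+2^{-1/2}}$, Example~\ref{ex:h2} gives $q_s\ge0$, while the heights are $y_1=s-1/\sqrt2$ and $y_2=s+1/\sqrt2$, and $y_1<1/\sqrt2$ because $s<\sqrt2$. The upper zeros $iy_1$, $iy_2$ lie on one vertical line, and at $t=0$ formula \eqref{eq:ode} gives $\dot y_1=-\frac1{y_1}-\frac2{y_2+y_1}+\frac2{y_2-y_1}>-\frac1{y_1}$: the upward pull of $iy_2$ makes the lower zero fall more slowly than a lone zero would.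
\end{remark}

\section{A disc in the convex hull}\label{sec:hull}

Throughout this section $g=Pe^{-x^2/2}$ with $\deg P=n\ge1$ and zeros $r_j=\alpha_j+i\beta_j$.

\begin{lemma}\label{lem:bounded}
The set $\mathcal N(g)$ is bounded and nonempty.
\end{lemma}

\begin{proof}
In \eqref{eq:line}, $Q_s(p)$ is a polynomial in $(s,p)$ with top-degree part $(s^2+p^2)^n$, and derivatives in $p$ lower the total degree. So $q_s(p)$ has the same top-degree part and is positive for large $|(s,p)|$. On the line $s=\alpha_1$ we have $\delta_1=0$, so $q_s$ takes a negative value by Lemma~\ref{lem:key}.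
\end{proof}

Lemma~\ref{lem:key} concerns vertical lines. A line in another direction becomes vertical after a rotation, which replaces $g$ by $U_\theta g=P_\theta e^{-x^2/2}$. The difficulty is that the zeros of $P_\theta$ are not the rotated zeros of $P$: for $g=h_2$ they stay at $\pm1/\sqrt2$ for every $\theta$. Their \emph{mean} does rotate, and the mean is what Lemma~\ref{lem:key} controls once all zeros are known to lie on one side of the line.

\begin{proposition}\label{prop:hull}
Let $m=\frac1n\sum_jr_j$, let $z_*=(\operatorname{Re}m,-\operatorname{Im}m)$, and let $\ell(\theta)=\sup_{z\in\mathcal N(g)}z\cdot e_\theta$. Then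
\[
\ell(\theta)\ge z_*\cdot e_\theta+\frac1{\sqrt2}\qquad\text{for all }\theta,
\]
strictly if $n\ge2$. The closed convex hull $K$ of $\mathcal N(g)$ contains the closed disc $\overline{B_{1/\sqrt2}(z_*)}$, and if $n\ge2$ it contains a disc of strictly larger radius.
\end{proposition}

\begin{proof}
By Lemma~\ref{lem:bounded}, $\ell$ is finite, and it is Lipschitz in $\theta$.

\emph{The mean rotates.} Write $g=\sum_{k\le n}c_kh_k$ with $c_n\ne0$, and $h_k=\kappa_k(x^k+O(x^{k-2}))e^{-x^2/2}$ with $\kappa_k>0$; the term $x^{k-1}$ is absent by parity. Then $U_\theta g=\sum_ke^{-ik\theta}c_kh_k=P_\theta e^{-x^2/2}$, and the coefficients of $x^n$ and $x^{n-1}$ in $P_\theta$ are $e^{-in\theta}c_n\kappa_n\ne0$ and $e^{-i(n-1)\theta}c_{n-1}\kappa_{n-1}$. The sum of the zeros of $P_\theta$ is minus their ratio, $-e^{i\theta}c_{n-1}\kappa_{n-1}/(c_n\kappa_n)$. Comparing with $\theta=0$, the mean of the zeros of $P_\theta$ is $e^{i\theta}m$, and its real part is $\cos\theta\operatorname{Re}m-\sin\theta\operatorname{Im}m=z_*\cdot e_\theta$.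

\emph{Supporting lines.} Fix $\theta$ and let $\alpha_1^\theta,\dots,\alpha_n^\theta$ be the real parts of the zeros of $P_\theta$. By Lemma~\ref{lem:cov}(d), $W(U_\theta g)(s,p)=Wg(se_\theta+pe_\theta^\perp)$. For $s>\ell(\theta)$ the line $\{z\cdot e_\theta=s\}$ misses $\mathcal N(g)$, and it does so for $s=\ell(\theta)$ too: since $\mathcal N(g)$ is open, the supremum defining $\ell(\theta)$ is not attained. So $W(U_\theta g)(s,\cdot)\ge0$ for all $s\ge\ell(\theta)$. By Lemmas~\ref{lem:line} and~\ref{lem:key}, no such $s$ equals an $\alpha_j^\theta$, which means that $\alpha_j^\theta<\ell(\theta)$ for all $j$. The absolute values in Lemma~\ref{lem:key} at $s=\ell(\theta)$ may now be dropped: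
\[
\ell(\theta)-z_*\cdot e_\theta=\frac1n\sum_j\big(\ell(\theta)-\alpha_j^\theta\big)=\frac1n\sum_j\big|\ell(\theta)-\alpha_j^\theta\big|\ge\frac1{\sqrt2},
\]
strictly if $n\ge2$.

\emph{The disc.} Let $r$ be the minimum over $\theta$ of the continuous periodic function $\ell(\theta)-z_*\cdot e_\theta$; then $r\ge1/\sqrt2$, and $r>1/\sqrt2$ if $n\ge2$. A point $w\notin K$ is strictly separated from the compact convex set $K$ by a line, so $w\cdot e_\theta>\ell(\theta)\ge z_*\cdot e_\theta+r$ for some $\theta$, and $|w-z_*|>r$. Hence $\overline{B_r(z_*)}\subset K$.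
\end{proof}

\section{A bounded negative part forces a polynomial times a Gaussian}\label{sec:rigid}

\begin{proposition}\label{prop:rigid}
Let $\|f\|=1$ and let $\mathcal N(f)$ be bounded. Then $f(x)=P(x)e^{-\gamma x^2/2+bx}$ almost everywhere, with $P\ne0$ a polynomial, $\operatorname{Re}\gamma>0$ and $b\in\mathbb C$.
\end{proposition}

The form of $f$ is unchanged by phase-space translations, so by Lemma~\ref{lem:cov}(a) we assume in this section that $\mathcal N(f)\subset B_R(0)$ for some $R>0$. Write $W=Wf=W_+-W_-$ with $W_\pm=\max(\pm W,0)$; then $W_-\le1/\pi$, and $W_-=0$ outside $B_R(0)$.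

The tool is the family of Gaussian averages of $W$. For $w=(x_0,p_0)$ let $g_w(x)=\pi^{-1/4}e^{ip_0x-(x-x_0)^2/2}$. By \eqref{eq:line} with $n=0$, $C=\pi^{-1/4}$ and Lemma~\ref{lem:cov}(a), $Wg_w(z)=\frac1\pi e^{-|z-w|^2}$, so Moyal's identity gives
\begin{equation}\label{eq:husimi}
|\langle f,g_w\rangle|^2=2\int W(z)\,e^{-|z-w|^2}dz .
\end{equation}
On the other hand, expanding the square in $g_w$,
\begin{equation}\label{eq:F}
\langle f,g_w\rangle=e^{-x_0^2/2}F(x_0-ip_0),\qquad F(\zeta)=\pi^{-1/4}\int f(x)\,e^{-x^2/2+x\zeta}\,dx .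
\end{equation}
The function $F$ is entire, and $|F(\zeta)|\le e^{|\zeta|^2/2}$ because $|\langle f,g_w\rangle|\le1$. It is not identically zero, since on the imaginary axis it is a Fourier transform of $fe^{-x^2/2}\ne0$. By Hadamard's factorization theorem, an entire function of order at most two with finitely many zeros is a polynomial times $e^{\alpha\zeta^2+\beta\zeta+\kappa}$. So the task is to show that $F$ has finitely many zeros.

At a zero $w$, the positive and negative masses of $W$ balance against the weight $e^{-|z-w|^2}$. When $w$ is far away in direction $e$, this weight strongly favors points with large $z\cdot e$. The negative mass lies in $B_R(0)$, so the balance is impossible if $W$ has any positive mass in the half-plane $\{z\cdot e>R\}$. The difficulty is to show that it does; for instance, if $f$ vanishes on $(c,\infty)$, then $Wf$ vanishes on $\{x>c\}$. We exclude such behavior by proving that every $U_\theta f$ is real-analytic, and this in turn follows from exponential decay, which positivity of $W$ on distant lines provides.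

\begin{example}
Boundedness in every direction is needed. Let $f=g_{(a,0)}+g_{(-a,0)}$ with $a>0$. The cross term of $\varphi_f$ is $\pi^{-1/2}e^{-x^2-(\tau/2-a)^2}$ plus its reflection in $\tau$, and these contribute $\frac1\pi e^{-|z|^2}e^{\mp2iap}$, so
\[
Wf(x,p)=\tfrac2\pi e^{-|z|^2}\big(e^{-a^2}\cosh2ax+\cos2ap\big).
\]
The negative part lies in the vertical strip $\cosh2ax<e^{a^2}$ but contains the points $(0,p)$ with $\cos2ap=-1$, so it is unbounded. Here $F(\zeta)$ is a multiple of $e^{\zeta^2/4}\cosh(a\zeta/2)$, with infinitely many zeros on the imaginary axis.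
\end{example}

\begin{lemma}[Regularity and decay]\label{lem:decay}
Let $\|f\|=1$ and $\mathcal N(f)\subset B_R(0)$. Then:
\begin{itemize}
\item[(a)] $W\in L^1(\mathbb R^2)$;
\item[(b)] after a change on a null set, $f$ is continuous and tends to $0$ at $\pm\infty$;
\item[(c)] $|f(x+t)|\,|f(x-t)|\le|f(x)|^2$ for $|x|>R$ and $t\in\mathbb R$;
\item[(d)] $|f(x)|\le Ce^{-\varepsilon|x|}$ for some $C,\varepsilon>0$.
\end{itemize}
\end{lemma}

\begin{proof}
(a) Plancherel's theorem in $p_0$ gives $\int|\langle f,g_w\rangle|^2dp_0=2\pi\cdot\pi^{-1/2}\int|f(x)|^2e^{-(x-x_0)^2}dx$, so $\int|\langle f,g_w\rangle|^2dw=2\pi$. Write \eqref{eq:husimi} as $\int W_+e^{-|z-w|^2}dz=\frac12|\langle f,g_w\rangle|^2+\int W_-e^{-|z-w|^2}dz$ and integrate in $w$. All terms are nonnegative, so Tonelli's theorem gives $\pi\int W_+=\pi+\pi\int W_-$, and $\int W_-\le R^2$.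

(b) For almost every $x$ both $\varphi_f(x,\cdot)$ and $W(x,\cdot)$ are integrable, so Fourier inversion gives $\varphi_f(x,\tau)=\int W(x,p)e^{ip\tau}dp$ for almost every $(x,\tau)$, that is,
\[
f(a)\overline{f(b)}=\int W\big(\tfrac{a+b}2,p\big)e^{ip(a-b)}dp\qquad\text{for almost every }(a,b).
\]
Choose $\psi\in C_c(\mathbb R)$ with $\int\overline f\psi\,dx=1$, multiply by $\psi(b)$, integrate in $b$, and substitute $b=2x-a$. For almost every $a$,
\[
f(a)=2\iint W(x,p)\,e^{2ip(a-x)}\,\psi(2x-a)\,dp\,dx .
\]
The integrand is dominated by $\|\psi\|_\infty|W|$, is continuous in $a$, and tends to $0$ pointwise as $|a|\to\infty$. Dominated convergence gives (b).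

(c) Let $|x|>R$. Then $W(x,\cdot)\ge0$, and by (b) the function $\varphi_f(x,\cdot)$ is continuous, bounded and integrable. For $\varepsilon>0$, Fubini's theorem gives
\[
\int W(x,p)e^{-\varepsilon p^2}dp=\int\varphi_f(x,\tau)\,(4\pi\varepsilon)^{-1/2}e^{-\tau^2/(4\varepsilon)}d\tau\ \longrightarrow\ \varphi_f(x,0)=|f(x)|^2\qquad(\varepsilon\to0).
\]
By monotone convergence $\int W(x,p)\,dp=|f(x)|^2<\infty$. So the inversion formula holds for this $x$ and, both sides being continuous, for all $\tau$; hence $|\varphi_f(x,\tau)|\le\int W(x,p)\,dp=|f(x)|^2$. Take $\tau=2t$.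

(d) Since $f$ is bounded and (c) is symmetric under $x\mapsto-x$, it suffices to prove decay at $+\infty$. If $f=0$ on $(R,\infty)$ there is nothing to prove. Otherwise fix $a>R$ with $f(a)\ne0$ and put $v(t)=|f(a+t)|/|f(a)|$. Part (c) at the point $a+t$ gives $v(2t)\le v(t)^2$ for $t>0$. By (b) there is $T>0$ with $v\le\frac12$ on $[T,2T]$, and by induction $v\le2^{-2^k}$ on $[2^kT,2^{k+1}T]$. On this interval $2^k\ge t/(2T)$, so $v(t)\le2^{-t/(2T)}$ for all $t\ge T$.
\end{proof}

\begin{lemma}\label{lem:halfplane}
Let $\|f\|=1$ and $\mathcal N(f)\subset B_R(0)$. Then $W$ does not vanish identically on any half-plane $\{z\cdot e_\theta>c\}$.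
\end{lemma}

\begin{proof}
Here we use that a disc is invariant under rotations: by Lemma~\ref{lem:cov}(d), $\mathcal N(U_{\theta'}f)=R_{-\theta'}\mathcal N(f)\subset B_R(0)$, so Lemma~\ref{lem:decay} applies to $U_{\theta'}f$ for every $\theta'$. Let $g=U_\theta f$, taken continuous. Its Fourier transform $U_{\theta+\pi/2}f$ is bounded by $Ce^{-\varepsilon|\eta|}$, so the inversion integral extends $g$ holomorphically to the strip $|\operatorname{Im}x|<\varepsilon$. If $W=0$ on $\{z\cdot e_\theta>c\}$, then $Wg(x,\cdot)=0$ for every $x>c$. The Fourier transform is injective on $L^1$ and $\varphi_g(x,\cdot)$ is continuous, so $|g(x)|^2=\varphi_g(x,0)=0$ for $x>c$. Then $g\equiv0$ by analyticity, although $\|g\|=1$.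
\end{proof}

\begin{proof}[Proof of Proposition~\ref{prop:rigid}]
\emph{$F$ has finitely many zeros.} Suppose not. Since $F\not\equiv0$, the zeros have no finite accumulation point, so by \eqref{eq:F} there are points $w_k$ with $\langle f,g_{w_k}\rangle=0$ and $|w_k|\to\infty$; passing to a subsequence, $w_k/|w_k|\to e$ for a unit vector $e$. Multiplying \eqref{eq:husimi} by $e^{|w_k|^2}/2$ gives
\[
\int W_+\,e^{-|z|^2+2z\cdot w_k}dz=\int W_-\,e^{-|z|^2+2z\cdot w_k}dz\le R^2e^{2R|w_k|}.
\]
By Lemma~\ref{lem:halfplane} there is a point of $\{z\cdot e>R\}$ where $W\ne0$, and there $W>0$ because the point lies outside $B_R(0)$. By continuity there are a closed disc $D$ and $\delta,\eta>0$ with $W\ge\delta$ and $z\cdot e\ge R+2\eta$ on $D$. For large $k$ we have $|z\cdot(w_k/|w_k|-e)|\le\eta$ on $D$, hence $z\cdot w_k\ge(R+\eta)|w_k|$ on $D$. The left side is then at least $\delta\,e^{2(R+\eta)|w_k|}\int_De^{-|z|^2}dz$, which exceeds the right side for large $k$.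

\emph{Recovering $f$.} Hadamard's theorem gives $F(\zeta)=q(\zeta)e^{\alpha\zeta^2+\beta\zeta+\kappa}$ with $q\ne0$ a polynomial. Therefore
\[
\int f(x)e^{-x^2/2}e^{-ix\eta}dx=\pi^{1/4}F(-i\eta)=\pi^{1/4}e^\kappa\,q(-i\eta)\,e^{-\alpha\eta^2-i\beta\eta}.
\]
A function $q_1(\eta)e^{-\alpha\eta^2+\beta_1\eta}$ with $q_1\ne0$ a polynomial and $\operatorname{Re}\alpha\le0$ is not in $L^2(\mathbb R)$, because its modulus is bounded below near $+\infty$ or near $-\infty$. The left side is in $L^2$, so $\operatorname{Re}\alpha>0$. Now $e^{-\alpha\eta^2-i\beta\eta}=\int G(x)e^{-ix\eta}dx$ for $G(x)=(4\pi\alpha)^{-1/2}e^{-(x-\beta)^2/(4\alpha)}$, and multiplication by $-i\eta$ corresponds to $-\partial_x$. Hence $fe^{-x^2/2}=\pi^{1/4}e^\kappa q(-\partial_x)G$, which is a polynomial times $G$. So $f=Pe^{-\gamma x^2/2+bx}$ with $\gamma=\frac1{2\alpha}-1$ and $b=\frac\beta{2\alpha}$. Finally $P\ne0$ and $f\in L^2$ force $\operatorname{Re}\gamma>0$, by the observation just made.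
\end{proof}

\section{Proofs of the theorems}\label{sec:proofs}

We keep $\hbar=1$; the statements for general $\hbar$ follow by the scaling at the start of Section~\ref{sec:facts}. For $f=Pe^{-\gamma x^2/2+bx}$ with $\operatorname{Re}\gamma>0$ and $\deg P=n$, let $\widetilde f$, $A$, $L$, $z_1$ be as in Lemma~\ref{lem:normal}, and for $n\ge1$ let $K$ and $z_*$ be as in Proposition~\ref{prop:hull} applied to $g=\widetilde f$.

\begin{proof}[Proof of Theorem~\ref{thm:area}]
(i) If $\mathcal N(f)$ is bounded, then $f$ is a polynomial times a Gaussian by Proposition~\ref{prop:rigid}. If the degree were $0$, then $\mathcal N(f)=A\,\mathcal N(\widetilde f)$ would be empty by Example~\ref{ex:01}; so $\mathcal N(f)\neq\emptyset$ gives $n\ge1$. Conversely, if $n\ge1$, then $\mathcal N(\widetilde f)$ is bounded and nonempty by Lemma~\ref{lem:bounded}, and so is its image $\mathcal N(f)$ under $A$.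

(ii) Since $A$ is an affine bijection, the closed convex hull of $\mathcal N(f)$ is $AK$. By Proposition~\ref{prop:hull} it contains
\[
\mathcal E=A\,\overline{B_{1/\sqrt2}(z_*)},
\]
a closed ellipse of area $\pi/2$. A convex set has a boundary of measure zero, so it has the same area as its closure; the closure of a convex set containing $\mathcal N(f)$ contains $AK$, hence $\mathcal E$. The convex hull of $\mathcal N(f)$ has the area of $K$. If $n\ge2$, this area exceeds $\pi/2$ because $K$ contains a disc of radius larger than $1/\sqrt2$. If $n=1$, then $K$ is a closed disc of radius $1/\sqrt2$ by Example~\ref{ex:01}, of area $\pi/2$.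
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:disc}]
Let $\emptyset\ne\mathcal N(f)\subset B_{R_0}(z_0)$. By Theorem~\ref{thm:area}, the convex set $B_{R_0}(z_0)$ has area $\pi R_0^2\ge\pi/2$, so $R_0\ge1/\sqrt2$.

Suppose $R_0=1/\sqrt2$, and let $\overline B=\overline{B_{R_0}(z_0)}$. Then $\mathcal E\subset AK\subset\overline B$, and $\mathcal E$ and $\overline B$ both have area $\pi/2$. So $AK$ has area $\pi/2$, and $n=1$ by Theorem~\ref{thm:area}(ii). Moreover $\overline B\setminus\mathcal E$ is relatively open in $\overline B$ and has measure zero, so it is empty: $\mathcal E=\overline B$. As $\mathcal E=L(z_*+z_1)+L\,\overline{B_{1/\sqrt2}(0)}$, the centers agree and $L$ maps the disc $\overline{B_{1/\sqrt2}(0)}$ onto itself, so $L$ is orthogonal. Its second column $(0,\lambda^{1/2})$ has length one, so $\lambda=1$; then its first column $(1,-\mu)$ has length one, so $\mu=0$. Thus $\gamma=1$ and $f=(c_0+c_1x)e^{-x^2/2+bx}$ with $c_1\ne0$.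

Conversely, for such $f$ we have $L=I$, so $\mathcal N(f)$ is a translate of $\mathcal N(\widetilde f)$, which by Example~\ref{ex:01} is an open disc of radius $1/\sqrt2$. The function $h_1$ is of this form, and the constant is optimal.
\end{proof}

\begin{thebibliography}{9}

\bibitem{ACDP}
Lu\'is Daniel Abreu, Ulysse Chabaud, Nuno Costa Dias, Jo\~ao Nuno Prata,
\emph{Inverse problems for the zeros of the Wigner function},
arXiv:2504.20324 (2025).

\end{thebibliography}
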